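\title{The canonical form minimizes the stabilizer R\'enyi entropy of a fermionic Gaussian state under local Gaussian unitaries}

\begin{abstract}
The fermionic non-local magic of a pure Gaussian state of a bipartite system of fermionic modes is the minimum of its stabilizer R\'enyi-2 entropy over local Gaussian unitaries. We prove that for every size $\ell$ of the smaller subsystem the minimum is attained at the modewise canonical form and equals $\sum_{m=1}^{\ell}-\log_2(1-\lambda_m^2+\lambda_m^4)$, where $\pm\lambda_m$ are the eigenvalues of $i$ times the reduced covariance matrix. The proof writes the stabilizer purity as the fourth moment of the Pl\"ucker coordinates of a subspace and applies two sharp determinant inequalities: one for Pl\"ucker coordinates, which removes the rotations of the larger subsystem, and one for principal minors, which removes those of the smaller one. We also obtain the bound for arbitrary even bipartitions of the Majorana operators and a version for mixed Gaussian states.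
\end{abstract}

\section{The problem and the result}\label{sec:intro}

\subsection{Setting}
We identify $N$ fermionic modes with $N$ qubits by the Jordan--Wigner transformation,
\[
\gamma_{2j-1}=\sigma^z_1\cdots\sigma^z_{j-1}\sigma^x_j,\qquad \gamma_{2j}=\sigma^z_1\cdots\sigma^z_{j-1}\sigma^y_j\qquad(j=1,\dots,N).
\]
The Majorana operators $\gamma_j$ are Hermitian and satisfy $\gamma_j\gamma_k+\gamma_k\gamma_j=2\delta_{jk}$. A \emph{Gaussian unitary} is a unitary $U$ generated by Hamiltonians quadratic in the $\gamma_j$; it acts by $U^\dagger\gamma_jU=\sum_kO_{jk}\gamma_k$ with $O\in SO(2N)$, and every such $O$ occurs. A \emph{pure Gaussian state} is the image of a computational basis state under a Gaussian unitary. Its covariance matrix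
\[
\Gamma_{jk}=\tfrac i2\langle\Psi|[\gamma_j,\gamma_k]|\Psi\rangle
\]
is real and antisymmetric, satisfies $\Gamma^2=-1$, and transforms as $\Gamma\mapsto O\Gamma O^T$.

The stabilizer purity and the stabilizer R\'enyi-2 entropy of an $N$-qubit pure state are
\[
\zeta_2(|\psi\rangle)=\frac1{2^N}\sum_{\sigma}\langle\psi|\sigma|\psi\rangle^4,\qquad M_2(|\psi\rangle)=-\log_2\zeta_2(|\psi\rangle),
\]
where $\sigma$ runs over the $4^N$ Pauli strings $\{1,\sigma^x,\sigma^y,\sigma^z\}^{\otimes N}$. For a pure state $\sum_\sigma\langle\sigma\rangle^2=2^N$, so the numbers $2^{-N}\langle\sigma\rangle^2$ form a probability distribution, and $\zeta_2$ is $2^N$ times its collision probability. Since $\langle\sigma\rangle^4\le\langle\sigma\rangle^2$, we have $M_2\ge0$, with equality exactly when all expectation values lie in $\{0,\pm1\}$, that is, for stabilizer states. Thus $M_2$ measures how far the state spreads over the Pauli basis.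

Split the modes into a subsystem $A$ of $\ell$ modes, with Majorana operators $\gamma_1,\dots,\gamma_{2\ell}$, and its complement $B$ of $N-\ell\ge\ell$ modes. A \emph{local Gaussian unitary} is a product $U_A\otimes U_B$ of Gaussian unitaries generated by the Majorana operators of $A$ and of $B$, respectively; it acts through $O_A\oplus O_B$ with $O_A\in SO(2\ell)$, $O_B\in SO(2(N-\ell))$. The \emph{fermionic non-local magic}
\[
M_2^{\mathrm{FNL}}(|\Psi\rangle)=\min_{U_A\otimes U_B}M_2\big((U_A\otimes U_B)|\Psi\rangle\big)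
\]
is the part of $M_2$ that no local Gaussian change of basis removes. Let $\Gamma_A$ be the $2\ell\times2\ell$ restriction of $\Gamma$ to $A$. The eigenvalues of $i\Gamma_A$ come in pairs $\pm\lambda_m$, $m=1,\dots,\ell$, with $\lambda_m\in[0,1]$, and they are invariant under local Gaussian unitaries because $\Gamma_A\mapsto O_A\Gamma_AO_A^T$.

For Gaussian states $\zeta_2$ is an explicit polynomial in $\Gamma$. Write $[m]=\{1,\dots,m\}$, let $M_S$ be the principal submatrix of $M$ on the index set $S$, and put $\det M_\emptyset=1$. Up to phases, the Pauli strings are the monomials $\gamma_S=\prod_{j\in S}\gamma_j$, $S\subset[2N]$. Wick's theorem gives $|\langle\gamma_S\rangle|=|\operatorname{Pf}\Gamma_S|$, where the Pfaffian satisfies $(\operatorname{Pf}\Gamma_S)^2=\det\Gamma_S$ and both vanish for odd $|S|$. Hence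
\begin{equation}\label{eq:wick}
\zeta_2(|\Psi\rangle)=\zeta(\Gamma):=2^{-N}\sum_{S\subset[2N]}(\det\Gamma_S)^2 .
\end{equation}
Two properties can be read off from \eqref{eq:wick}: $\zeta$ is unchanged when the Majorana operators are relabeled or some of their signs are flipped, and $\zeta(\Gamma_1\oplus\Gamma_2)=\zeta(\Gamma_1)\zeta(\Gamma_2)$.

\subsection{The natural candidate}
The sum of $\det\Gamma_S=|\langle\gamma_S\rangle|^2$ over all $S$ with $j$ elements in $A$ and $k$ elements in $B$ is the coefficient of $s^jt^k$ in $\det\big(1+(s1_A\oplus t1_B)\Gamma\big)$, so it is constant on the local orbit. A local rotation only redistributes a fixed weight among the monomials of each type, and minimizing $M_2$ means concentrating this weight. One therefore expects the sparsest covariance matrix on the orbit to be optimal.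

\begin{example}[two modes]\label{ex:pair}
Let $\ell=1$, $N=2$, and consider $\cos\theta|00\rangle+\sin\theta|11\rangle$ with $0\le\theta\le\pi/4$. Put $\lambda=\cos2\theta$ and $\mu=\sin2\theta=\sqrt{1-\lambda^2}$. From $i\gamma_1\gamma_2=-\sigma^z_1$, $i\gamma_3\gamma_4=-\sigma^z_2$, $i\gamma_1\gamma_4=\sigma^y_1\sigma^y_2$, $i\gamma_2\gamma_3=-\sigma^x_1\sigma^x_2$, $i\gamma_1\gamma_3=\sigma^y_1\sigma^x_2$, $i\gamma_2\gamma_4=-\sigma^x_1\sigma^y_2$ we get the covariance matrix
\begin{equation}\label{eq:G}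
G(\lambda)=-\begin{pmatrix}\lambda\omega&\mu\sigma^x\\-\mu\sigma^x&\lambda\omega\end{pmatrix},\qquad \omega=\begin{pmatrix}0&1\\-1&0\end{pmatrix},\quad\sigma^x=\begin{pmatrix}0&1\\1&0\end{pmatrix}.
\end{equation}
Rotations $O_A,O_B\in SO(2)$ fix the diagonal blocks and turn $\sigma^x$ into a reflection matrix, with entries $\pm\cos\varphi$ twice and $\pm\sin\varphi$ twice. The sets $S=\emptyset$ and $S=[4]$ contribute $1$ each to the sum in \eqref{eq:wick}, and $S=\{j,k\}$ contributes $\Gamma_{jk}^4$. So on the orbit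
\[
\zeta=\tfrac14\big[2+2\lambda^4+2\mu^4(\cos^4\varphi+\sin^4\varphi)\big]\le\tfrac12\big[1+\lambda^4+(1-\lambda^2)^2\big]=1-\lambda^2+\lambda^4,
\]
with equality at $\varphi=0$, that is, at $G(\lambda)$.
\end{example}

In general, local Gaussian unitaries bring $|\Psi\rangle$ to a \emph{canonical form} $|\Psi_{\mathrm{can}}\rangle$: a product of $\ell$ pairs $\cos\theta_m|00\rangle+\sin\theta_m|11\rangle$ with $\lambda_m=\cos2\theta_m$, each joining one mode of $A$ to one mode of $B$, times a product state on the remaining modes of $B$. (Section~\ref{sec:can} gives the precise statement, including a sign convention.) By Example~\ref{ex:pair} and multiplicativity, $M_2(|\Psi_{\mathrm{can}}\rangle)=\sum_m-\log_2(1-\lambda_m^2+\lambda_m^4)$, and this is an upper bound for $M_2^{\mathrm{FNL}}$. The matching lower bound does not follow from the two-mode case, because $O_A$ and $O_B$ mix different pairs. It has been proven for $\ell\le3$, and the question whether the canonical form remains the global minimizer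 for $\ell\ge4$ comes from \cite{IMCHT}. The answer is yes.

\begin{theorem}\label{thm:main}
For every $\ell$, every $N\ge2\ell$ and every pure fermionic Gaussian state $|\Psi\rangle$ of $N$ modes, the canonical form attains the minimum of $M_2$ over local Gaussian unitaries, and
\begin{equation}\label{eq:star}
M_2^{\mathrm{FNL}}(|\Psi\rangle)=\sum_{m=1}^{\ell}\big[-\log_2(1-\lambda_m^2+\lambda_m^4)\big].
\end{equation}
\end{theorem}

The content of Theorem~\ref{thm:main} is an inequality in which no minimization appears.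

\begin{theorem}\label{thm:bound}
Let $|\Psi\rangle$ be a pure fermionic Gaussian state of $N\ge2\ell$ modes, and let $\pm\lambda_1,\dots,\pm\lambda_\ell$ be the eigenvalues of $i\Gamma_A$. Then
\begin{equation}\label{eq:bound}
\zeta_2(|\Psi\rangle)\le\prod_{m=1}^{\ell}(1-\lambda_m^2+\lambda_m^4).
\end{equation}
\end{theorem}

The proof is uniform in $\ell$ and removes the two rotation groups one at a time. Section~\ref{sec:pluecker} rewrites $\zeta$ as $2^N\sum_R|\psi_R|^4$, where the $\psi_R$ are the Pl\"ucker coordinates of an $N$-dimensional subspace of $\mathbb C^{2N}$. Section~\ref{sec:A} determines the largest value of such a fourth moment under real rotations of the ambient space. In Section~\ref{sec:B} this is applied to the indices in $B$; the result depends on $\Gamma_A$ only and resums to a weighted sum of squared principal minors of the Cayley transform $Q$ of $i\Gamma_A$. Section~\ref{sec:minors} bounds each squared minor of $Q$ by the corresponding minor of a function of $Q$, after which the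 sum is a single determinant. Section~\ref{sec:end} evaluates it and lists consequences.

\section{The canonical form and two reductions}\label{sec:can}

From here on we work with matrices: \eqref{eq:bound} will be proved for $\zeta(\Gamma)$ and every real antisymmetric $\Gamma$ with $\Gamma^2=-1$. Write
\[
\Gamma=\begin{pmatrix}\Gamma_A&\Gamma_{AB}\\-\Gamma_{AB}^T&\Gamma_B\end{pmatrix}.
\]
The blocks of $\Gamma^2=-1$ read
\begin{equation}\label{eq:blocks}
\Gamma_{AB}\Gamma_{AB}^T=1+\Gamma_A^2,\qquad \Gamma_{AB}^T\Gamma_{AB}=1+\Gamma_B^2,\qquad \Gamma_B\Gamma_{AB}^T=-\Gamma_{AB}^T\Gamma_A .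
\end{equation}
For $\lambda\in[0,1]^\ell$ let $\Gamma_{\mathrm{can}}(\lambda)$ be the direct sum of the blocks $G(\lambda_m)$ on the indices $2m-1,\,2m,\,2\ell+2m-1,\,2\ell+2m$ and of $N-2\ell$ blocks $-\omega$ on the remaining modes. It is the covariance matrix of $|\Psi_{\mathrm{can}}\rangle$ with the unpaired modes empty. A block $-\omega$ has $\zeta=\frac12(1+1)=1$, so $\zeta(\Gamma_{\mathrm{can}}(\lambda))=\prod_m(1-\lambda_m^2+\lambda_m^4)$.

\begin{lemma}\label{lem:can}
Let $\Gamma$ be real antisymmetric of size $2N$ with $\Gamma^2=-1$, and let $N\ge2\ell$. There are $O_A\in O(2\ell)$ and $O_B\in O(2(N-\ell))$ with $\Gamma=(O_A\oplus O_B)\,\Gamma_{\mathrm{can}}(\lambda)\,(O_A\oplus O_B)^T$.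
\end{lemma}

\begin{proof}
By the normal form of real antisymmetric matrices, $\mathbb R^A$ has an orthonormal basis $(a_j)$ with $\Gamma_Aa_{2m-1}=\lambda_ma_{2m}$ and $\Gamma_Aa_{2m}=-\lambda_ma_{2m-1}$. Put $\mu_m=\sqrt{1-\lambda_m^2}$. By the first identity in \eqref{eq:blocks} the vectors $\Gamma_{AB}^Ta_j$ are orthogonal, of length $\mu_m$ for $j\in\{2m-1,2m\}$. For each $m$ with $\lambda_m<1$ define the orthonormal vectors $b_{2m-1}=-\Gamma_{AB}^Ta_{2m}/\mu_m$ and $b_{2m}=-\Gamma_{AB}^Ta_{2m-1}/\mu_m$ in $\mathbb R^B$. The first identity gives $\Gamma_{AB}b_{2m-1}=-\mu_ma_{2m}$ and $\Gamma_{AB}b_{2m}=-\mu_ma_{2m-1}$; the third gives $\Gamma_Bb_{2m-1}=\lambda_mb_{2m}$ and $\Gamma_Bb_{2m}=-\lambda_mb_{2m-1}$. So $\Gamma$ preserves the span of $a_{2m-1},a_{2m},b_{2m-1},b_{2m}$ and has matrix $G(\lambda_m)$ there. For $\lambda_m=1$ it preserves the span of $a_{2m-1},a_{2m}$, with matrix $-\omega$. The orthogonal complement in $\mathbb R^B$ of the $b_j$ found so far is then invariant as well; on it $\Gamma$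 is antisymmetric with square $-1$, hence a sum of blocks $-\omega$ in a suitable orthonormal basis. Since $N-\ell\ge\ell$, there are enough such blocks to assign one to each $m$ with $\lambda_m=1$, and $G(1)=(-\omega)\oplus(-\omega)$. Take the $a_j$ and the $b_j$ as the columns of $O_A$ and $O_B$.
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:main} from Theorem~\ref{thm:bound}]
Every state on the local orbit of $|\Psi\rangle$ is a pure Gaussian state with the same $\lambda_m$, so \eqref{eq:bound} gives ``$\ge$'' in \eqref{eq:star}. For equality write $O_A=O_A'E_A$ and $O_B=O_B'E_B$ in Lemma~\ref{lem:can}, with $E_A=\operatorname{diag}(\det O_A,1,\dots,1)$ and $E_B=\operatorname{diag}(1,\dots,1,\det O_B)$. Then $O_A',O_B'$ are special orthogonal, so with $E=E_A\oplus E_B$ the matrix $E\,\Gamma_{\mathrm{can}}(\lambda)E$ lies on the local orbit of $\Gamma$, and it has the same principal minors as $\Gamma_{\mathrm{can}}(\lambda)$.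
\end{proof}

The matrix $E\,\Gamma_{\mathrm{can}}(\lambda)E$ is the covariance matrix of $|\Psi_{\mathrm{can}}\rangle$ multiplied by $1$, $\gamma_1$, $\gamma_{2N}$ or $\gamma_1\gamma_{2N}$. These four states differ by a Pauli string and have the same $M_2$; ``canonical form'' in Theorem~\ref{thm:main} means the one reached in this way. The convention is needed, for instance, when $N=2\ell$ and $|\Psi\rangle$ has odd fermion parity, since Gaussian unitaries conserve parity.

\medskip\noindent\emph{Reduction to $\lambda_m<1$.} The matrices $(O_A\oplus O_B)\Gamma_{\mathrm{can}}(t\lambda)(O_A\oplus O_B)^T$, $0<t<1$, are antisymmetric with square $-1$, have parameters $t\lambda_m<1$, and tend to $\Gamma$ as $t\uparrow1$. Both sides of \eqref{eq:bound} are continuous, so we may assume that all $\lambda_m<1$.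

\medskip\noindent\emph{Matrix identities.} We write $\bar M$ for the entrywise conjugate and $M_{I,I'}$ for the submatrix with rows $I$ and columns $I'$. The following facts are used throughout.
\begin{itemize}
\item Cauchy--Binet: $\det(LM)_{I,I''}=\sum_{|I'|=|I|}\det L_{I,I'}\det M_{I',I''}$.
\item $\det(1+LM)=\det(1+ML)$ for rectangular $L,M$ of compatible sizes.
\item $\det(\alpha+\beta M)=\sum_{I\subset[n]}\alpha^{n-|I|}\beta^{|I|}\det M_I$ for $M$ of size $n$.
\item Schur complement: $\det\begin{pmatrix}M_0&L\\L'&M_1\end{pmatrix}=\det M_1\,\det(M_0-LM_1^{-1}L')$.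
\item Orthogonality of the characters of $\mathbb Z_2^m$: $\sum_{S\subset[m]}(-1)^{|R\cap S|+|R'\cap S|}=2^m\delta_{RR'}$. Hence, for $\hat f(S)=\sum_Rf(R)(-1)^{|R\cap S|}$, Parseval's identity $\sum_S|\hat f(S)|^2=2^m\sum_R|f(R)|^2$ holds.
\end{itemize}

\section{The stabilizer purity as a fourth moment of Pl\"ucker coordinates}\label{sec:pluecker}

The sum \eqref{eq:wick} involves minors of all sizes. A Fourier transform on $\mathbb Z_2^{2N}$ trades them for the maximal minors of a single rectangular matrix, and these behave well under induction on the rows.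

Since $i\Gamma$ is Hermitian and traceless with $(i\Gamma)^2=1$, the matrix $\Pi=\frac12(1+i\Gamma)$ is an orthogonal projection of rank $N$, and $\bar\Pi=1-\Pi$. Let $V$ be a $2N\times N$ matrix with $V^\dagger V=1$ and $VV^\dagger=\Pi$. From $0=\bar\Pi\Pi=\bar VV^TVV^\dagger$ we get
\begin{equation}\label{eq:iso}
V^TV=0 .
\end{equation}
For $|R|=N$ let $\psi_R=\det V_{R,[N]}$; these are the Pl\"ucker coordinates of the range of $\Pi$. Replacing $V$ by $Vg$ with $g$ unitary changes them by a common phase, and $\Gamma\mapsto O\Gamma O^T$ corresponds to $V\mapsto OV$.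

\begin{lemma}\label{lem:pl}
$\displaystyle\zeta(\Gamma)=2^N\sum_{|R|=N}|\psi_R|^4$.
\end{lemma}

\begin{proof}
Let $D_S$ be the coordinate projection onto $S\subset[2N]$. By Cauchy--Binet,
\[
\sum_{|R|=N}|\psi_R|^2(-1)^{|R\cap S|}=\det\big(V^\dagger(1-2D_S)V\big)=\det(1-2D_S\Pi D_S)=\det(1-2\Pi_S)=\det(-i\Gamma_S).
\]
Parseval's identity on $\mathbb Z_2^{2N}$ gives $\sum_S(\det\Gamma_S)^2=4^N\sum_R|\psi_R|^4$.
\end{proof}

As a check take $\Gamma=G(\lambda)$. Then $|\psi_{\{j,k\}}|^2=\det\Pi_{\{j,k\}}=\frac14(1-\Gamma_{jk}^2)$ takes each of the values $\mu^2/4$, $\lambda^2/4$, $1/4$ twice, and $4\sum_R|\psi_R|^4=\frac12(\mu^4+\lambda^4+1)$, as in Example~\ref{ex:pair}.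

\section{A sharp inequality for Pl\"ucker coordinates}\label{sec:A}

Let $W\subset\mathbb C^m$ be a subspace of dimension $k$, let the columns of the $m\times k$ matrix $U$ be an orthonormal basis of $W$, and let $\psi^W_R=\det U_{R,[k]}$ for $|R|=k$. How large can $\sum_R|\psi^W_R|^4$ be made by real rotations of $\mathbb C^m$? The answer must be a function of the data that $O(m)$ preserves, namely the bilinear form $v^Tv'$ restricted to $W$. Put
\[
\Sigma_W=U^TU,\qquad D(W)=\det(1+\Sigma_W^\dagger\Sigma_W).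
\]
A unitary change of basis replaces $\Sigma_W$ by $g^T\Sigma_Wg$, so $D(W)$ depends only on $W$, and $D(OW)=D(W)$ for $O\in O(m)$. Recall Takagi's factorization: for a complex symmetric matrix $\Sigma$ there is a unitary $g$ with $g^T\Sigma g=\operatorname{diag}(t_i)$, $t_i\ge0$. Thus $W$ has an orthonormal basis $(v_i)$ with $v_i^Tv_j=t_i\delta_{ij}$, a \emph{Takagi basis}. Here $t_i\le1$, because $\Sigma_W=\bar U^\dagger U$ is a product of contractions, and $D(W)=\prod_i(1+t_i^2)$.

\begin{proposition}\label{prop:A}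
$\displaystyle\sum_{|R|=k}|\psi^W_R|^4\le2^{-k}D(W)$.
\end{proposition}

For $k=1$ the claim is $\sum_j|u_j|^4\le\frac12(1+|u^Tu|^2)$ for a unit vector $u$, and it follows by expanding $1=(\sum_j|u_j|^2)^2$ and $|\sum_ju_j^2|^2$:
\[
1+|u^Tu|^2-2\sum_j|u_j|^4=\sum_{i\ne j}\big(|u_i|^2|u_j|^2+\operatorname{Re}(u_i^2\bar u_j^2)\big)\ge0 .
\]
A real vector can be rotated onto a coordinate axis, giving the value $1$; a vector with $u^Tu=0$ needs two axes, as $(1,i)/\sqrt2$ does, and gives at best $\frac12$. Applied to the range of $\Pi$, where $D=1$ by \eqref{eq:iso}, the proposition recovers $\zeta\le1$.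

For general $k$ we remove one coordinate at a time. The minors that contain the last row and those that do not are, up to scalar factors, the Pl\"ucker coordinates of two subspaces of $\mathbb C^{m-1}$ that differ by one vector. So we need $D$ for a subspace enlarged by one vector.

\begin{lemma}\label{lem:border}
Let $\Sigma=\begin{pmatrix}x&y^T\\y&\operatorname{diag}(t_i)\end{pmatrix}$ with $x\in\mathbb C$, $y$ a complex vector and $t_i$ real. Then
\[
\det(1+\Sigma^\dagger\Sigma)=\prod_i(1+t_i^2)\,\big[(1+\kappa)^2+|x-\tau|^2\big],\qquad \kappa=\sum_i\frac{|y_i|^2}{1+t_i^2},\quad\tau=\sum_i\frac{t_iy_i^2}{1+t_i^2}.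
\]
\end{lemma}

\begin{proof}
Since $\Sigma^\dagger=\bar\Sigma$, the left side equals $\det\begin{pmatrix}1&-\bar\Sigma\\\Sigma&1\end{pmatrix}$. Group each index with its copy. The matrix then consists of $2\times2$ blocks: $M_0=\begin{pmatrix}1&-\bar x\\x&1\end{pmatrix}$ and $M_i=\begin{pmatrix}1&-t_i\\t_i&1\end{pmatrix}$ on the diagonal, $L_i=\begin{pmatrix}0&-\bar y_i\\y_i&0\end{pmatrix}$ in both positions $(0,i)$ and $(i,0)$, and zero elsewhere. We have
\[
L_iM_i^{-1}L_i=\frac1{1+t_i^2}\begin{pmatrix}-|y_i|^2&-t_i\bar y_i^2\\t_iy_i^2&-|y_i|^2\end{pmatrix},\qquad M_0-\sum_iL_iM_i^{-1}L_i=\begin{pmatrix}1+\kappa&-\overline{(x-\tau)}\\x-\tau&1+\kappa\end{pmatrix},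
\]
and the Schur complement formula gives the claim.
\end{proof}

\begin{proof}[Proof of Proposition~\ref{prop:A}]
We use induction on $m$, for all $k$ at once. For $k=0$, which includes $m=0$, both sides equal $1$. Let $k\ge1$, let $e$ be the last coordinate vector, let $\Pi_W$ be the projection onto $W$, and put $p=\|\Pi_We\|^2$, $q=1-p$.

If $p=0$, the last row of $U$ vanishes and we drop it. If $p=1$, then $W=\mathbb Ce\oplus W_1$ with $W_1\subset\mathbb C^{m-1}=e^\perp$. In a basis starting with $e$ the nonzero minors are $\pm\psi^{W_1}_{R\setminus m}$ with $m\in R$, and $\Sigma_W=1\oplus\Sigma_{W_1}$, so $D(W)=2D(W_1)$; the claim for $W$ is the claim for $W_1$.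

Let $0<p<1$. The unit vector $u=\Pi_We/\sqrt p$ has $e^\dagger u=\sqrt p$, so $u=\sqrt p\,e+\sqrt q\,w$ with a unit vector $w\perp e$. For $v\in W$ we have $e^\dagger v=\sqrt p\,u^\dagger v$, so $W_1:=W\cap e^\perp$ is the orthogonal complement of $u$ in $W$, and $w\perp W_1$. Put $W_0=\mathbb Cw\oplus W_1\subset\mathbb C^{m-1}$. Let $(v_i)$ be a Takagi basis of $W_1$, with numbers $t_i\in[0,1]$, and use the basis $(u,v_1,\dots,v_{k-1})$ of $W$. Its last row is $(\sqrt p,0,\dots,0)$, and above the last row the first column is $\sqrt q\,w$. Hence $|\psi^W_R|=\sqrt p\,|\psi^{W_1}_{R\setminus m}|$ if $m\in R$, and $|\psi^W_R|=\sqrt q\,|\psi^{W_0}_R|$ otherwise. By induction,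
\[
\sum_R|\psi^W_R|^4\le2^{-k}\big(2p^2D(W_1)+q^2D(W_0)\big),
\]
and it remains to show that the bracket is at most $D(W)$.

Apply Lemma~\ref{lem:border} to $W_0$ in the basis $(w,v_i)$: the data are $x_0=w^Tw$ and $y_i=w^Tv_i$, with resulting $\kappa_0,\tau_0$. For $W$ in the basis $(u,v_i)$, since $e$ is real and orthogonal to $w$ and the $v_i$, the data are $u^Tu=p+qx_0$ and $u^Tv_i=\sqrt q\,y_i$, so $\kappa=q\kappa_0$ and $\tau=q\tau_0$. With $\xi=x_0-\tau_0$,
\begin{align*}
\frac{D(W)-q^2D(W_0)-2p^2D(W_1)}{D(W_1)}&=(1+q\kappa_0)^2-q^2(1+\kappa_0)^2+|p+q\xi|^2-q^2|\xi|^2-2p^2\\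
&=(1-q^2+2pq\kappa_0)+(p^2+2pq\operatorname{Re}\xi)-2p^2\\
&=2pq\,(1+\kappa_0+\operatorname{Re}\xi),
\end{align*}
where we used $1-p^2-q^2=2pq$. Finally $|x_0|\le\|w\|^2=1$, and $|\tau_0|\le\kappa_0$ because $t_i\le1$. So $\operatorname{Re}\xi\ge-1-\kappa_0$, and the right side is nonnegative.
\end{proof}

The bound is attained on every orbit.

\begin{corollary}\label{cor:sharp}
For every $k$-dimensional $W\subset\mathbb C^m$ with orthogonal projection $\Pi_W$,
\[
\max_{O\in SO(m)}\sum_R|\psi^{OW}_R|^4=2^{-k}\det(1+\Pi_W\bar\Pi_W).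
\]
\end{corollary}

\begin{proof}
We have $\det(1+UU^\dagger\bar UU^T)=\det(1+U^TU\,U^\dagger\bar U)=\det(1+\Sigma_W\Sigma_W^\dagger)=D(W)$, which is rotation invariant, so ``$\le$'' is Proposition~\ref{prop:A}. For equality write a Takagi basis as $v_i=a_i+ib_i$ with $a_i,b_i$ real. The real and imaginary parts of $v_i^\dagger v_j=\delta_{ij}$ and $v_i^Tv_j=t_i\delta_{ij}$ show that all the $a_i$ and $b_j$ are mutually orthogonal, with $|a_i|^2=\frac{1+t_i}2$ and $|b_i|^2=\frac{1-t_i}2$. Some $O\in O(m)$ maps the nonzero ones onto distinct coordinate axes, and changing the sign of one coordinate, which does not affect $|\psi_R|$, makes $\det O=1$. The vectors $Ov_i$ have disjoint supports of size at most two, and a nonzero minor picks one entry from each. The sum is therefore $\prod_i\big[(\frac{1+t_i}2)^2+(\frac{1-t_i}2)^2\big]=\prod_i\frac{1+t_i^2}2$.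
\end{proof}

We shall apply Proposition~\ref{prop:A} to a basis that is not orthonormal. Let $Y$ be an $m\times k$ matrix of full column rank, with Gram matrices $H=Y^\dagger Y$ and $\Sigma=Y^TY$. Then
\begin{equation}\label{eq:unnorm}
\sum_{|R|=k}|\det Y_{R,[k]}|^4\le2^{-k}\det H\,\det\bar H\,\det\big(1+H^{-1}\Sigma^\dagger\bar H^{-1}\Sigma\big).
\end{equation}
Indeed, write $Y=Ug$ with $U^\dagger U=1$ and $g$ invertible. Then $H=g^\dagger g$, $\bar H=g^T\bar g$, $|\det g|^4=\det H\det\bar H$, and $\Sigma_W=(g^T)^{-1}\Sigma g^{-1}$, so that $\Sigma_W^\dagger\Sigma_W=(g^\dagger)^{-1}\Sigma^\dagger\bar H^{-1}\Sigma g^{-1}$ is similar to $H^{-1}\Sigma^\dagger\bar H^{-1}\Sigma$.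

\section{Summing over the indices in $B$}\label{sec:B}

Let $n=2\ell$, assume all $\lambda_m<1$, and set
\[
K=i\Gamma_A,\qquad P=\Pi_{[n]}=\tfrac12(1+K),\qquad Q=(1+K)(1-K)^{-1}.
\]
The matrix $K$ is Hermitian with $\|K\|<1$ and $\bar K=-K$. Hence $P>0$, $Q>0$, and
\begin{equation}\label{eq:Q}
\bar Q=Q^{-1}=P^{-1}-1,\qquad\det Q=1 .
\end{equation}
The eigenvalues of $Q$ are $e^{\pm x_m}$ with $e^{x_m}=\frac{1+\lambda_m}{1-\lambda_m}$, so $\cosh x_m=\frac{1+\lambda_m^2}{1-\lambda_m^2}$.

Fix the part of $R$ that lies in $A$ and let the part in $B$ vary. The minors obtained are the maximal minors of one matrix whose rows are indexed by $B$. Proposition~\ref{prop:A} bounds their fourth moment by a quantity that does not see $O_B$, and the relations $V^\dagger V=1$, $V^TV=0$, which encode purity, express this quantity through $\Gamma_A$ alone.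

\begin{proposition}\label{prop:B}
With $\Phi(Q)=\sum_{R\subset[n]}2^{-|R|}\det(1+Q_R\bar Q_R)$,
\[
\zeta(\Gamma)\le\prod_{m=1}^{\ell}\frac{(1-\lambda_m^2)^2}4\;\cdot\;\Phi(Q).
\]
\end{proposition}

\begin{proof}
Let $V_A$ ($n\times N$) and $V_B$ be the rows of $V$ in $A$ and in $B$. Since $V_AV_A^\dagger=P>0$, the $n\le N$ rows of $P^{-1/2}V_A$ are orthonormal. Completing them to a unitary matrix and multiplying $V$ on the right by its inverse, we may assume $V_A=[P^{1/2},\,0]$. Put $\tilde V=V(P^{-1/2}\oplus1_{N-n})$. Then $\tilde V_A=[1_n,\,0]$, $\tilde V^\dagger\tilde V=P^{-1}\oplus1$ and $\tilde V^T\tilde V=0$; subtracting the contribution of $\tilde V_A$ and using \eqref{eq:Q},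
\begin{equation}\label{eq:gram}
\tilde V_B^\dagger\tilde V_B=\bar Q\oplus1_{N-n},\qquad\tilde V_B^T\tilde V_B=(-1_n)\oplus0_{N-n}.
\end{equation}
Fix $R\subset[n]$ and consider the index sets $([n]\setminus R)\cup R_B$ with $R_B$ in $B$ and $|R_B|=k:=N-n+|R|$. The rows of $\tilde V$ indexed by $[n]\setminus R$ are coordinate vectors; expanding along them deletes the columns $[n]\setminus R$. So, with $Y$ the submatrix of $\tilde V_B$ on the columns $R\cup\{n+1,\dots,N\}$,
\[
|\psi_{([n]\setminus R)\cup R_B}|=(\det P)^{1/2}\,|\det Y_{R_B,[k]}| .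
\]
By \eqref{eq:gram}, $Y^\dagger Y=\bar Q_R\oplus1>0$ and $Y^TY=(-1_R)\oplus0$. The right side of \eqref{eq:unnorm} is therefore
\[
2^{-k}\det\bar Q_R\,\det\big(1+(\bar Q_R)^{-1}(Q_R)^{-1}\big)\det Q_R=2^{-k}\det(1+\bar Q_RQ_R)=2^{-k}\det(1+Q_R\bar Q_R).
\]
Summing over $R$ and using Lemma~\ref{lem:pl} and $2^N2^{-k}=2^{n-|R|}$ gives $\zeta(\Gamma)\le2^n(\det P)^2\Phi(Q)$. Finally $\det P=\prod_m\frac{1-\lambda_m^2}4$ and $2^n=4^\ell$.
\end{proof}

The hypothesis $N\ge2\ell$ entered through the reduction to $\lambda_m<1$. For $N<2\ell$ the matrix $P=V_AV_A^\dagger$ is always singular and $Q^{-1}$ does not exist; that case is handled by exchanging $A$ and $B$ (Corollary~\ref{cor:all}).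

\begin{example}[$\ell=1$, any $N\ge2$]\label{ex:l1}
Here $K^2=\lambda^2$, so $Q=(1+\lambda^2+2K)/(1-\lambda^2)$, and $K$ has zero diagonal, so $Q_{11}=Q_{22}=\cosh x$. Since $Q\bar Q=1$,
\[
\Phi(Q)=1+2\cdot\tfrac12(1+\cosh^2x)+\tfrac14\det(2\cdot1_2)=3+\cosh^2x .
\]
The identity
\begin{equation}\label{eq:final}
\frac{(1-\lambda^2)^2}4\Big[3+\Big(\frac{1+\lambda^2}{1-\lambda^2}\Big)^2\Big]=\frac{3(1-\lambda^2)^2+(1+\lambda^2)^2}4=1-\lambda^2+\lambda^4
\end{equation}
shows that Proposition~\ref{prop:B} already proves Theorem~\ref{thm:bound} for $\ell=1$.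
\end{example}

For general $\ell$ we must show $\Phi(Q)\le\prod_m(3+\cosh^2x_m)$, where now $Q$ ranges over an orbit of $SO(n)$. The terms of $\Phi$ are determinants of products of two submatrices. The next identity replaces them by principal minors of $Q$ itself: after a rescaling, $R$ enters only through a sign matrix, and the sum over $R$ is done by orthogonality of characters.

\begin{lemma}\label{lem:resum}
Let $\alpha=\frac12(1+2^{-1/2})$ and $\beta=\frac12(1-2^{-1/2})$, so that $\alpha+\beta=1$, $\alpha-\beta=2^{-1/2}$, $\alpha^2+\beta^2=\frac34$, $2\alpha\beta=\frac14$. Then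
\[
\Phi(Q)=2^n\sum_{I\subset[n]}\alpha^{n-|I|}\beta^{|I|}(\det Q_I)^2 .
\]
\end{lemma}

\begin{proof}
Let $D=D_R$ and $\epsilon=1-2D$. Using $D^2=D$, then $\bar QQ=1$ and $\det Q=1$,
\[
\det(1+Q_R\bar Q_R)=\det(1+DQD\bar QD)=\det(1+DQD\bar Q)=\det(Q+DQD).
\]
The matrix $Q+DQD$ is $Q$ with the block $Q_R$ doubled. Multiplying the rows and the columns in $R$ by $2^{-1/2}$ produces the matrix with the diagonal blocks of $Q$ and $2^{-1/2}$ times its off-diagonal blocks. This is $\alpha Q+\beta\epsilon Q\epsilon$, because conjugation by $\epsilon$ changes the sign of the off-diagonal blocks only. Therefore, multiplying by $\bar Q$ on the right and using Cauchy--Binet,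
\[
2^{-|R|}\det(1+Q_R\bar Q_R)=\det(\alpha+\beta\,\epsilon Q\epsilon\bar Q)=\sum_{|I|=|I'|}\alpha^{n-|I|}\beta^{|I|}(-1)^{|I\cap R|+|I'\cap R|}\det Q_{I,I'}\det\bar Q_{I',I}.
\]
Summing over $R$ leaves the terms $I=I'$ with a factor $2^n$, and $\det\bar Q_I=\det Q_I$ since this number is real.
\end{proof}

\section{Squared principal minors of a Cayley transform}\label{sec:minors}

Without the squares, the sum in Lemma~\ref{lem:resum} would be $\det(\alpha+\beta Q)$, a function of the spectrum. We therefore look for a matrix $\tilde Q$, a function of $Q$, with $(\det Q_I)^2\le\det\tilde Q_I$ for all $I$. The choice $Q^2$ works, since $(Q^2)_I\ge(Q_I)^2$, but it leads to the factors $3+\cosh2x_m$, larger than the target $3+\cosh^2x_m$ whenever $x_m\ne0$. The right choice is dictated by the canonical form. If $\Gamma_A$ consists of $2\times2$ blocks, then by Example~\ref{ex:l1} $\det Q_I$ is the product of $\cosh x_m$ over those $m$ for which $I$ contains exactly one of $2m-1,2m$. To have equality for all $I$,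 the matrix $\tilde Q$ should be of the same type as $Q$, with $x_m$ replaced by $\tilde x_m$, where $\cosh\tilde x_m=\cosh^2x_m$. Solving $\frac{1+\tilde\lambda^2}{1-\tilde\lambda^2}=\big(\frac{1+\lambda^2}{1-\lambda^2}\big)^2$ gives $\tilde\lambda^2=2\lambda^2/(1+\lambda^4)$. So define
\begin{equation}\label{eq:tilde}
\tilde K=\sqrt2\,K(1+K^4)^{-1/2},\qquad\tilde Q=(1+\tilde K)(1-\tilde K)^{-1},\qquad\text{with}\quad1\pm\tilde K^2=(1\pm K^2)^2(1+K^4)^{-1}.
\end{equation}
Like $K$, the matrix $\tilde K$ is Hermitian, has norm less than $1$ and satisfies $\overline{\tilde K}=-\tilde K$, and $\tilde Q>0$ has eigenvalues $e^{\pm\tilde x_m}$ with $\cosh\tilde x_m=\cosh^2x_m$.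

\begin{proposition}\label{prop:minor}
Let $K$ be a Hermitian $n\times n$ matrix with $\bar K=-K$ and $\|K\|<1$, let $Q=(1+K)(1-K)^{-1}$, and define $\tilde Q$ by \eqref{eq:tilde}. Then $(\det Q_I)^2\le\det\tilde Q_I$ for every $I\subset[n]$.
\end{proposition}

For $I=\{j\}$ this is the Cauchy--Schwarz inequality. Write $Q=\Theta+2K(1-K^2)^{-1}$ with $\Theta=(1+K^2)(1-K^2)^{-1}$. The second term is Hermitian and purely imaginary, so its diagonal vanishes and $Q_{jj}=\Theta_{jj}$. In the same way $\tilde Q_{jj}=(\Theta^2)_{jj}$ by \eqref{eq:tilde}, and $(\Theta^2)_{jj}\ge(\Theta_{jj})^2$. The hypothesis $\bar K=-K$ cannot be dropped: for $n=1$ and $K=\lambda\in(0,1)$ the claim would read $e^{2x}\le e^{\tilde x}$, whereas $\cosh\tilde x=\cosh^2x<\cosh2x$.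

For larger $I$ the odd part of $Q$ contributes. The plan is to use the symmetry $\bar K=-K$ once, to convert $(\det Q_I)^2$ into the determinant of a compression of a \emph{unitary} matrix, and then to prove an inequality for such compressions that needs no symmetry.

\subsection{From principal minors to compressions of unitaries}
Fix $I$, let $I'=[n]\setminus I$, $\epsilon=1-2D_I$, and write $M_\epsilon=\epsilon M\epsilon$. For Hermitian $L$ with $\|L\|<1$ put
\[
Q(L)=\frac{1+L}{1-L},\qquad C(L)=\frac{1-L^2}{1+L^2}>0,\qquad S(L)=\frac{2L}{1+L^2},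
\]
so that $C(L)+iS(L)=(1+iL)(1-iL)^{-1}$ is unitary, and let
\[
F(L)=\tfrac12\big[(C(L)-iS(L))+(C(L)+iS(L))_\epsilon\big].
\]

\begin{lemma}\label{lem:cayley}
If moreover $\bar L=-L$, then $|\det F(L)|=(\det Q(L)_I)^2\det C(L)$.
\end{lemma}

\begin{proof}
Write $Q=Q(L)$; as in \eqref{eq:Q}, $\bar Q=Q^{-1}$ and $\det Q=1$. Jacobi's identity $\det M_{I'}=\det M\,\det(M^{-1})_I$ gives $\det Q_{I'}=\det\bar Q_I=\det Q_I$. Since $\frac12(Q+Q_\epsilon)=Q_I\oplus Q_{I'}$, we have $\det\frac12(Q+Q_\epsilon)=(\det Q_I)^2$. From $(1+L_j)(1-L_j)^{-1}=2(1-L_j)^{-1}-1$ and $(1-L_2)+(1-L_1)-(1-L_1)(1-L_2)=1-L_1L_2$ we get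
\[
\tfrac12\big[(1+L_1)(1-L_1)^{-1}+(1+L_2)(1-L_2)^{-1}\big]=(1-L_1)^{-1}(1-L_1L_2)(1-L_2)^{-1}.
\]
The pairs $(L_1,L_2)=(L,L_\epsilon)$ and $(-iL,iL_\epsilon)$ have the same product $L_1L_2$, and give
\[
\tfrac12(Q+Q_\epsilon)=(1-L)^{-1}(1-LL_\epsilon)(1-L_\epsilon)^{-1},\qquad F(L)=(1+iL)^{-1}(1-LL_\epsilon)(1-iL_\epsilon)^{-1}.
\]
Hence $|\det F(L)|=(\det Q_I)^2\det(1-L)^2/\det(1+L^2)$. The real number $\det(1-L)$ equals its conjugate $\det(1+L)$, so $\det(1-L)^2=\det(1-L^2)$.
\end{proof}

By \eqref{eq:tilde}, the passage from $K$ to $\tilde K$ acts on these functions by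
\begin{equation}\label{eq:CS}
C(\tilde K)=C(K)^2,\qquad S(\tilde K)=\frac{2K}{1+K^2}\cdot\frac{\sqrt{2+2K^4}}{1+K^2}=S(K)\sqrt{1+C(K)^2}.
\end{equation}

\begin{proposition}\label{prop:C}
Let $C,S$ be commuting Hermitian operators on a finite-dimensional space $\mathcal H$ with $C>0$ and $C^2+S^2=1$. Let $\eta=\sqrt{1+C^2}$, and let $J:\mathbb C^k\to\mathcal H$ be an isometry. Put $T=J^\dagger(C+iS)J$ and $T'=J^\dagger(C^2+iS\eta)J$. Then $|\det T'|\ge|\det T|^2$.
\end{proposition}

\begin{proof}[Proof of Proposition~\ref{prop:minor} from Proposition~\ref{prop:C}]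
On $\mathcal H=\mathbb C^n\oplus\mathbb C^n$ take $C=C(K)\oplus C(K)$, $S=(-S(K))\oplus S(K)$ and $J=\frac1{\sqrt2}\binom1\epsilon$. Then $T=F(K)$ and, by \eqref{eq:CS}, $T'=F(\tilde K)$. Lemma~\ref{lem:cayley} turns $|\det T'|\ge|\det T|^2$ into $(\det\tilde Q_I)^2(\det C(K))^2\ge(\det Q_I)^4(\det C(K))^2$.
\end{proof}

\subsection{The compression inequality}
The key algebraic facts are
\begin{equation}\label{eq:eta}
\eta^2+S^2=2,\qquad(\eta+iS)^2=2(C^2+iS\eta):
\end{equation}
the operator in $T'$ is the square of the unitary $(\eta+iS)/\sqrt2$.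

Consider first $k=1$. Then $J$ is a unit vector, $J^\dagger f J=\mathbb Ef$ is an average over the joint spectrum of $C$ and $S$, and $(\eta+iS)/\sqrt2=e^{i\chi}$ is a random phase with mean $z=|z|e^{i\chi_0}$. Rotating by $-\chi_0$ and using $\mathbb E\cos(\chi-\chi_0)=|z|$,
\[
|T'|=|\mathbb Ee^{2i\chi}|\ge\mathbb E\cos2(\chi-\chi_0)\ge2|z|^2-1=(\mathbb E\eta)^2+(\mathbb ES)^2-1 .
\]
By convexity of $t\mapsto\sqrt{1+t^2}$ we have $(\mathbb E\eta)^2-1\ge(\mathbb EC)^2$, and so $|T'|\ge(\mathbb EC)^2+(\mathbb ES)^2=|T|^2$. For $k>1$ the compressions of $C,S,\eta$ no longer commute, and each of the three steps needs a matrix substitute. The following facts supply them; $\operatorname{Re}Y=\frac12(Y+Y^\dagger)$.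

\begin{lemma}\label{lem:F}
Let all matrices be square of the same size, and let $s$ be Hermitian.
\begin{itemize}
\item[(F1)] (Ostrowski--Taussky.) If $\operatorname{Re}Y>0$, then $|\det Y|\ge\det\operatorname{Re}Y$.
\item[(F2)] If $Y_1,Y_2>0$, then $\det\frac12(Y_1+Y_2)\ge(\det Y_1\det Y_2)^{1/2}$.
\item[(F3)] If $b>0$, then $|\det(b\pm is)|^2\le\det(b^2+s^2)$.
\item[(F4)] If $0<c\le b$, then $|\det(c+is)|\le|\det(b+is)|$.
\end{itemize}
\end{lemma}

\begin{proof}
(F1) Write $Y=Y_1+iY_2$ with $Y_1>0$ and $Y_2$ Hermitian. Then $|\det Y|=\det Y_1\prod_j|1+iy_j|$, where the $y_j$ are the real eigenvalues of $Y_1^{-1/2}Y_2Y_1^{-1/2}$. (F2) Divide by $\det Y_1$ and use $\frac12(1+y)\ge\sqrt y$ for the eigenvalues of $Y_1^{-1/2}Y_2Y_1^{-1/2}$. (F3) The matrices $b\pm is$ are mutually adjoint and invertible by (F1). So $(b-is)(b+is)$ and $(b+is)(b-is)$ are positive, each has determinant $|\det(b+is)|^2$, and their mean is $b^2+s^2$; apply (F2). (F4) We have $\det(b+is)=\det(c+is)\det(1+Y)$ with $Y=(b-c)^{1/2}(c+is)^{-1}(b-c)^{1/2}$.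 Since $\operatorname{Re}(c+is)^{-1}=(c+is)^{-1}c\,(c-is)^{-1}>0$, we get $\operatorname{Re}(1+Y)\ge1$, and (F1) gives $|\det(1+Y)|\ge1$.
\end{proof}

\begin{proof}[Proof of Proposition~\ref{prop:C}]
Let $c=J^\dagger CJ$, $s=J^\dagger SJ$, $a=J^\dagger\eta J$. Since $C>0$, we have $c>0$ and $\eta>1$, hence $a>1$ and $r:=a^2+s^2>1$.

\emph{Step 1: $|\det T'|\ge\det(r-1)$.} The rotation by $-\chi_0$ is replaced by multiplying $T'$ on both sides by $a-is$. Put
\[
Y_+=(\eta+iS)J(a-is),\qquad Y_-=(\eta-iS)J(a+is),\qquad Z=\eta Ja+SJs .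
\]
Expanding gives $Y_++Y_-=2Z$. By \eqref{eq:eta}, $Y_-^\dagger Y_+=2(a-is)T'(a-is)$ and
\[
Y_+^\dagger Y_++Y_-^\dagger Y_-=2(a+is)(a-is)+2(a-is)(a+is)=4r;
\]
this exact evaluation is what unitarity provides. Therefore
\[
\operatorname{Re}\big[(a-is)T'(a-is)\big]=\tfrac14\big[(Y_++Y_-)^\dagger(Y_++Y_-)-Y_+^\dagger Y_+-Y_-^\dagger Y_-\big]=Z^\dagger Z-r .
\]
Since $JJ^\dagger\le1$ and $J^\dagger Z=a^2+s^2=r$, we have $Z^\dagger Z\ge r^2$, so the real part is at least $r^2-r>0$. By (F1) and monotonicity of the determinant on positive matrices, $|\det(a-is)|^2|\det T'|\ge\det r\,\det(r-1)$, and by (F3), $|\det(a-is)|^2\le\det r$.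

\emph{Step 2: $c\le b:=\sqrt{a^2-1}$.} On each joint eigenvector the operator $\begin{pmatrix}\eta+1&C\\C&\eta-1\end{pmatrix}$ is a $2\times2$ matrix with positive trace and determinant $\eta^2-1-C^2=0$, so it is positive semidefinite. Compressing by $J\oplus J$ gives $\begin{pmatrix}a+1&c\\c&a-1\end{pmatrix}\ge0$. With $M=(a+1)^{-1/2}c\,(a-1)^{-1/2}$ this says $\begin{pmatrix}1&M\\M^\dagger&1\end{pmatrix}\ge0$, that is, $\|M\|\le1$. Let $g=b^{-1/2}(a+1)^{1/2}$. All functions of $a$ commute and $b=(a+1)^{1/2}(a-1)^{1/2}$, so $g^{-1}=(a-1)^{1/2}b^{-1/2}$ and $b^{-1/2}cb^{-1/2}=gMg^{-1}$. This Hermitian matrix has the eigenvalues of the contraction $M$, so it is at most $1$.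

\emph{Step 3.} By (F4), (F3) and Step 1,
\[
|\det T|^2=|\det(c+is)|^2\le|\det(b+is)|^2\le\det(b^2+s^2)=\det(r-1)\le|\det T'|.\qedhere
\]
\end{proof}

\section{End of the proof and consequences}\label{sec:end}

\begin{proof}[Proof of Theorem~\ref{thm:bound}]
Assume all $\lambda_m<1$. By Lemma~\ref{lem:resum} and Proposition~\ref{prop:minor},
\[
\Phi(Q)\le2^n\det(\alpha+\beta\tilde Q)=\prod_m4\big(\alpha^2+\beta^2+2\alpha\beta\cosh\tilde x_m\big)=\prod_m(3+\cosh^2x_m).
\]
Proposition~\ref{prop:B} and the identity \eqref{eq:final} give \eqref{eq:bound}.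
\end{proof}

Neither the Jordan--Wigner ordering nor the size condition is essential for the bound.

\begin{corollary}\label{cor:all}
For every pure Gaussian state and every bipartition $A|B$ of the Majorana operators into two sets of even cardinality, with no restriction on the sizes, $M_2(|\Psi\rangle)\ge\sum_m-\log_2(1-\lambda_m^2+\lambda_m^4)$, where $\pm\lambda_m$ are the eigenvalues of $i\Gamma_A$. Thus $M_2$ is at least the maximum of the right side over all such bipartitions. The same bound holds after any rotation by $O_A\in O(|A|)$, $O_B\in O(|B|)$.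
\end{corollary}

\begin{proof}
If $|A|\le|B|$, relabel the Majorana operators so that $A$ comes first; this does not change $\zeta$, and Theorem~\ref{thm:bound} applies. If $|A|>|B|$, the first two identities in \eqref{eq:blocks} show that $1+\Gamma_A^2$ and $1+\Gamma_B^2$ have the same nonzero eigenvalues. So the parameters of $A$ and of $B$ agree up to entries equal to $1$, which contribute a factor $1$; apply the first case to $B$. Improper rotations also preserve $\Gamma^2=-1$ and the $\lambda_m$.
\end{proof}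

\begin{corollary}
For $N\ge2\ell$ we have $0\le M_2^{\mathrm{FNL}}\le\ell\log_2\frac43$. The upper value is attained if and only if all $\lambda_m^2=\frac12$, and $M_2^{\mathrm{FNL}}=0$ if and only if all $\lambda_m\in\{0,1\}$. Moreover $M_2^{\mathrm{FNL}}$ is additive under tensor products of bipartite Gaussian states.
\end{corollary}

\begin{proof}
Use \eqref{eq:star} and $1-\lambda^2+\lambda^4=\frac34+(\lambda^2-\frac12)^2=1-\lambda^2(1-\lambda^2)$. The product of two states with bipartitions $A_j|B_j$ has covariance matrix $\Gamma_1\oplus\Gamma_2$, and for the bipartition $A_1\cup A_2|B_1\cup B_2$ the lists of $\lambda$'s concatenate.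
\end{proof}

Proposition~\ref{prop:minor} by itself settles the analogous question for mixed states. The covariance matrix $X$ of a mixed Gaussian state $\rho$ of $\ell$ modes is real antisymmetric with eigenvalues $\pm i\lambda_m$, $\lambda_m\in[0,1]$, and Wick's theorem reads $|\operatorname{tr}(\rho\gamma_S)|=|\operatorname{Pf}X_S|$.

\begin{corollary}
For every real antisymmetric matrix $X$ of size $2\ell$ with eigenvalues $\pm i\lambda_m$, $\lambda_m\in[0,1]$,
\[
\sum_{S\subset[2\ell]}\operatorname{Pf}(X_S)^4\le\prod_{m=1}^{\ell}(1+\lambda_m^4),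
\]
with equality when $X$ is block diagonal with $2\times2$ blocks. Hence this canonical form maximizes $\sum_S|\operatorname{tr}(\rho\gamma_S)|^4$ over the $SO(2\ell)$-orbit of any mixed Gaussian state $\rho$.
\end{corollary}

\begin{proof}
Replacing $X$ by $tX$ and letting $t\uparrow1$, we may assume $\lambda_m<1$. Define $K=iX$, $P$, $Q$, $\tilde Q$ as before, so that $Q(1+Q)^{-1}=P$. The function $f(I)=\det Q_I/\det(1+Q)$ has Fourier transform
\[
\hat f(S)=\frac{\det\big(1+(1-2D_S)Q\big)}{\det(1+Q)}=\det(1-2D_SP)=\det(1-2P_S)=\det(-iX_S).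
\]
Parseval's identity on $\mathbb Z_2^{2\ell}$ and Proposition~\ref{prop:minor} give
\[
\sum_S\operatorname{Pf}(X_S)^4=4^\ell\,\frac{\sum_I(\det Q_I)^2}{\det(1+Q)^2}\le4^\ell\,\frac{\det(1+\tilde Q)}{\det(1+Q)^2}=\prod_m\frac{2(1+\cosh^2x_m)}{(1+\cosh x_m)^2}=\prod_m(1+\lambda_m^4),
\]
where the last step uses $1+\cosh x_m=\frac2{1-\lambda_m^2}$ and $1+\cosh^2x_m=\frac{2(1+\lambda_m^4)}{(1-\lambda_m^2)^2}$. For block-diagonal $X$ the left side factorizes, and a block $\pm\lambda_m\omega$ contributes $1+\lambda_m^4$. Every $SO(2\ell)$-orbit contains such a matrix, by the normal form of antisymmetric matrices with the sign of one block left free.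
\end{proof}

\begin{thebibliography}{1}
\bibitem{IMCHT}
Daniele Iannotti, Beatrice Magni, Riccardo Cioli, Alioscia Hamma, Xhek Turkeshi, \emph{Non-Local Magic Resources for Fermionic Gaussian States}, arXiv:2604.27049 (2026).
\end{thebibliography}
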